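\title{Localized axisymmetric spots on a ferrofluid layer below the Rosensweig threshold}

\begin{abstract}
A layer of ferrofluid with relative permeability $\mu>1$ and a linear magnetization law lies below air between two horizontal walls $z=\pm D$, in a uniform vertical magnetic field of strength $B$. We prove that the static free-surface equations have localized axisymmetric solutions for every $\mu>1$, every $D>0$ except one explicit value $D_*\approx0.4246$, and every $B=B_c(1-\varepsilon^2)$ slightly below the critical field $B_c(\mu,D)$. On compact sets the surface is $\varepsilon A J_0(k_0|x|)+o(\varepsilon)$, where $k_0$ is the critical wavenumber and $A\ne0$ is explicit; the spot is elevated at its center for $D>D_*$ and depressed for $D<D_*$. It is the only localized axisymmetric solution in a class of small profiles. The proof eliminates the magnetic field by a convergent multilinear expansion and solves the resulting equation in Fourier space, where resonant triads on the critical circle reduce it, to leading order, to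 a scalar quadratic equation.
\end{abstract}

\section{The problem and the result}\label{sec:intro}

\subsection{The ferrohydrostatic equations}

A ferrofluid is a magnetizable liquid. In the Rosensweig instability problem a layer of ferrofluid lies below air between two horizontal walls and is subject to a uniform vertical magnetic field; one asks for the static shapes of its free surface. We take a linear magnetization law, relative permeability $\mu>1$ in the fluid and $1$ in the air, and measure lengths in units of the capillary length. Let $x=(x_1,x_2)\in\mathbb R^2$ be horizontal and $z$ vertical. The fluid occupies $-D<z<\eta(x)$ and the air $\eta(x)<z<D$. Let $\hat{\mathbf n}=(-\nabla_x\eta,1)/\sqrt{1+|\nabla_x\eta|^2}$ be the upward unit normal of the surface and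
\[
\kappa(\eta)=\nabla_x\cdot\Big(\frac{\nabla_x\eta}{\sqrt{1+|\nabla_x\eta|^2}}\Big).
\]
The magnetic field is $\mathbf H=-\nabla\Psi$. When the surface is flat, it equals $\mathbf e_z/\mu$ in the fluid and $\mathbf e_z$ in the air, so we write $\Psi^-=-z/\mu+\phi^-$ in the fluid and $\Psi^+=-z+\phi^+$ in the air. The perturbation potentials $\phi^\pm$ satisfy
\begin{align}
&\Delta\phi^-=0\quad(-D<z<\eta), &&\Delta\phi^+=0\quad(\eta<z<D),\label{eq:laplace}\\
&\partial_z\phi^-=0\quad(z=-D), &&\partial_z\phi^+=0\quad(z=D),\label{eq:walls}\\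
&(\mu\nabla\phi^--\nabla\phi^+)\cdot\hat{\mathbf n}=0\quad(z=\eta), &&\phi^+-\phi^-=\tfrac{\mu-1}{\mu}\,\eta\quad(z=\eta).\label{eq:interface}
\end{align}
The two conditions in \eqref{eq:interface} say that $\mu\mathbf H^-\cdot\hat{\mathbf n}=\mathbf H^+\cdot\hat{\mathbf n}$ and $\Psi^-=\Psi^+$ on the surface. The shape of the surface is fixed by the balance of gravity, surface tension and magnetic stress: with the field strength $B>0$ and $\mathbf H^-=\mathbf e_z/\mu-\nabla\phi^-$,
\begin{equation}\label{eq:force}
\eta-\kappa(\eta)-\frac{B(\mu-1)}2\,M=0,\qquad M=|\mathbf H^-|^2+(\mu-1)(\mathbf H^-\cdot\hat{\mathbf n})^2-\frac1\mu\qquad(z=\eta).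
\end{equation}
Since $\mu^{-2}+(\mu-1)\mu^{-2}=\mu^{-1}$, the quiescent state $\eta\equiv0$, $\phi^\pm\equiv0$ is a solution for all $\mu$, $D$, $B$.

\begin{definition}\label{def:localized}
A solution $(\eta,\phi^-,\phi^+)$ of \eqref{eq:laplace}--\eqref{eq:force} is \emph{localized and axisymmetric} if it is defined for all $x\in\mathbb R^2$; $\eta$ and $\phi^\pm$ are smooth up to the interface and the walls and depend on $x$ only through $|x|$; $|\eta|<D$; $\eta\not\equiv0$; and $\eta\to0$, $\phi^\pm\to0$, $\nabla\phi^\pm\to0$ as $|x|\to\infty$, uniformly in $z$.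
\end{definition}

Are there $\mu>1$, $D>0$, $B>0$ for which such a solution exists? A rigorous existence result is posed as an open problem by Bramburger, Hill and Lloyd \cite{BHL}. We show that the answer is yes.

The magnetic term cannot be dispensed with. For $B=0$ the balance \eqref{eq:force} reads $\eta=\kappa(\eta)$; at a positive maximum $\kappa(\eta)=\Delta_x\eta\le0<\eta$, and the same contradiction arises at a negative minimum, so a decaying solution vanishes. A localized solution requires a field that competes with gravity and surface tension, and the linearized problem shows how strong it must be.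

\subsection{The critical field}

Put
\[
a=\frac{\mu-1}{\mu(\mu+1)},\qquad \tau=\frac{\mu-1}{\mu+1}=a\mu,\qquad \beta=B(\mu-1)a,\qquad T(q)=q\tanh(qD).
\]
Let $\eta$ be a small multiple of $e^{ik\cdot x}$ and $q=|k|$. To first order \eqref{eq:interface} is imposed at $z=0$ with $\hat{\mathbf n}=\mathbf e_z$, and \eqref{eq:laplace}--\eqref{eq:interface} are solved by
\begin{equation}\label{eq:phi1}
\phi_1^-=-a\,\frac{\cosh q(z+D)}{\cosh qD}\,\eta,\qquad \phi_1^+=\mu a\,\frac{\cosh q(D-z)}{\cosh qD}\,\eta :
\end{equation}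
at $z=0$ the jump is $(\mu+1)a\,\eta=\frac{\mu-1}\mu\eta$, and $\mu\partial_z\phi_1^-=\partial_z\phi_1^+=-\mu aT(q)\eta$. The part of $M$ that is linear in the perturbation is $-\frac2\mu\partial_z\phi^--\frac{2(\mu-1)}\mu\partial_z\phi^-=-2\partial_z\phi^-$, which equals $2aT(q)\eta$. The linearized force balance is therefore
\[
\big(1+q^2-\beta T(q)\big)\eta=0 .
\]
Gravity contributes $1$, surface tension $q^2$, and the field contributes with the opposite sign. The symbol is positive for all $q$ exactly when $\beta\max f<1$, where $f(q)=T(q)/(1+q^2)$.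

\begin{lemma}\label{lem:critical}
The function $f$ has exactly one critical point $k_0$ in $(0,\infty)$. It is the maximum point of $f$, and $f''(k_0)<0$, $k_0>1$. With
\[
X_*=\ln(1+\sqrt2),\qquad D_*=X_*\sqrt{\frac{\sqrt2-X_*}{\sqrt2+X_*}}\approx0.4246,
\]
the number $\tanh^2(k_0D)-\frac12$ has the sign of $D-D_*$.
\end{lemma}

\begin{proof}
Logarithmic differentiation gives
\[
f'(q)=\frac{f(q)}q\,g(q),\qquad g(q)=\frac{2qD}{\sinh2qD}-\frac{q^2-1}{q^2+1}.
\]
The derivative of $Y/\sinh Y$ is negative for $Y>0$ because $\tanh Y<Y$, and the derivative of $(q^2-1)/(q^2+1)$ is $4q/(1+q^2)^2>0$. So $g'<0$, $g(0^+)=2$, $g(\infty)=-1$. Hence $g$ has one zero $k_0$, where $f'$ changes sign from $+$ to $-$ and $f''(k_0)=f(k_0)g'(k_0)/k_0<0$; and $g(k_0)=0$ forces $k_0^2-1>0$.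

The number $k_0D$ is the zero of the strictly decreasing function $X\mapsto g(X/D)=\frac{2X}{\sinh2X}-\frac{X^2-D^2}{X^2+D^2}$. We have $\sinh X_*=1$, $\cosh X_*=\sqrt2$, $\tanh^2X_*=\frac12$ and $\sinh2X_*=2\sqrt2$, so the value of this function at $X_*$ is $\frac{X_*}{\sqrt2}-\frac{X_*^2-D^2}{X_*^2+D^2}$. This is strictly increasing in $D$ and vanishes when $D^2(\sqrt2+X_*)=X_*^2(\sqrt2-X_*)$, that is, at $D=D_*$. Thus $k_0D-X_*$ has the sign of $D-D_*$.
\end{proof}

We define the critical field and the distance $\varepsilon$ from it by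
\[
\beta_0=\frac1{f(k_0)}=\frac{1+k_0^2}{T(k_0)},\qquad B_c=\beta_0\,\frac{\mu(\mu+1)}{(\mu-1)^2},\qquad B=B_c(1-\varepsilon^2),\qquad 0<\varepsilon\le\tfrac12,
\]
so that $\beta=\beta_0(1-\varepsilon^2)$. The symbol of the linearized problem becomes
\begin{equation}\label{eq:ell}
\ell_\varepsilon(q)=1+q^2-\beta T(q)=\ell_0(q)+\varepsilon^2\beta_0T(q),\qquad \ell_0=(1+q^2)(1-\beta_0f)\ge0 .
\end{equation}
The function $\ell_0$ has a double zero at $k_0$, of curvature
\begin{equation}\label{eq:alpha}
\alpha^2=\tfrac12\ell_0''(k_0)=-\tfrac12(1+k_0^2)\beta_0f''(k_0)=-\frac{(1+k_0^2)\,g'(k_0)}{2k_0}>0,\qquad\alpha>0 .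
\end{equation}
At $B=B_c$ every wave $e^{ik\cdot x}$ with $k$ on the \emph{critical circle} $|k|=k_0$ solves the linearized problem. The average of these waves over the circle is $J_0(k_0|x|)$, where $J_0(t)=\frac1{2\pi}\int_0^{2\pi}e^{it\cos\vartheta}\,d\vartheta$ is the Bessel function; this formula also shows $J_0(0)=1$, $|J_0|\le1$ and $|J_0'|\le1$. For $B$ slightly below $B_c$ the symbol $\ell_\varepsilon$ is positive but of order $\varepsilon^2$ on the circle, so a small nonlinear term can balance the linear one. One therefore guesses that a small axisymmetric solution looks like a multiple of $J_0(k_0|x|)$ whose amplitude is selected by the nonlinearity.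

\subsection{The existence theorem}

\begin{theorem}\label{thm:main}
Let $\mu>1$, $D>0$, $D\ne D_*$. There is $\varepsilon_0>0$ such that for every $B=B_c(1-\varepsilon^2)$ with $0<\varepsilon<\varepsilon_0$ the equations \eqref{eq:laplace}--\eqref{eq:force} have a localized axisymmetric solution. Uniformly for $x$ in compact sets,
\[
\eta(x)=\varepsilon\big[A\,J_0(k_0|x|)+o(1)\big]\quad(\varepsilon\to0),\qquad A=\frac{\alpha\tanh(k_0D)}{\sqrt3\,\tau\sqrt{1+k_0^2}\,\big(\tanh^2(k_0D)-\frac12\big)}\ne0 .
\]
\end{theorem}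

By Lemma~\ref{lem:critical} the spot is elevated at its center if $D>D_*$ and depressed if $D<D_*$. Theorem~\ref{thm:unique} below shows that it is the only localized axisymmetric solution in a class of small profiles. The excluded depth $D_*$ does not depend on $\mu$. Nothing is claimed for $D=D_*$, nor for values of $B$ that are not close to $B_c$ from below.

\begin{remark}[Deep layers]
As $D\to\infty$ the constants have simple limits. Since $k_0>1$, $\frac{k_0^2-1}{k_0^2+1}=\frac{2k_0D}{\sinh2k_0D}\le\frac{2D}{\sinh2D}$, so $k_0\to1$ and $\beta_0\to2$. With $Y=2k_0D\ge2D$, the derivative of the first term of $g$ at $k_0$ is at most $Y^2\cosh Y/\sinh^2Y\to0$ in modulus, so $g'(k_0)\to-1$ and $\alpha\to1$ by \eqref{eq:alpha}. Hence $B_c\to2\mu(\mu+1)/(\mu-1)^2$ and $A\to\sqrt{2/3}\,/\tau$.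
\end{remark}

The proof is carried out in Fourier space. Section~\ref{sec:model} explains on a model equation how the amplitude is selected and which estimate is delicate. Section~\ref{sec:field} solves the magnetostatic problem \eqref{eq:laplace}--\eqref{eq:interface} for a given small $\eta$ by a series of multilinear terms, each dominated by a convolution. Section~\ref{sec:reduced} turns \eqref{eq:force} into an equation $\ell_\varepsilon\hat\eta=\widehat{N(\eta)}$ and computes the quadratic part of $N$. Sections~\ref{sec:ring} and~\ref{sec:existence} solve this equation, and Section~\ref{sec:unique} proves uniqueness.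

\medskip
\noindent\emph{Conventions.} We write $\chi(x)=\int_{\mathbb R^2}\hat\chi(k)e^{ik\cdot x}\,dk$, so that $\widehat{\chi_1\chi_2}=\hat\chi_1*\hat\chi_2$. If $\hat\chi\in L^1$ is radial, then $\chi(x)=\int_0^\infty\hat\chi(r)\,2\pi rJ_0(r|x|)\,dr$. Statements about $k$ hold for almost every $k$; in particular $k=0$ is ignored. From now on $\nabla$ and $\Delta$ applied to functions of $x$ are horizontal, and for complex quantities $|\nabla\eta|^2$ means $\nabla\eta\cdot\nabla\eta$. The letter $C$ denotes constants that depend only on $\mu$ and $D$, never on $\varepsilon$. We use Young's inequality $\|\chi_1*\chi_2\|_p\le\|\chi_1\|_1\|\chi_2\|_p$ and the Cauchy--Schwarz bound $\|\chi_1*\chi_2\|_\infty\le\|\chi_1\|_2\|\chi_2\|_2$.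

\section{Resonant triads: a model computation}\label{sec:model}

A quadratic term couples the wave vectors $p$ and $k-p$ to $k$. For radial functions only the lengths of these three vectors matter. For $r,s,q>0$ let
\begin{equation}\label{eq:Gamma}
\Gamma(r,s,q)=\frac{4rs}{\sqrt{\big((r+s)^2-q^2\big)\big(q^2-(r-s)^2\big)}}\quad\text{if }|r-s|<q<r+s,
\end{equation}
and $\Gamma=0$ otherwise. By Heron's formula the square root is four times the area of the triangle with sides $r,s,q$, so $\Gamma=rs/\text{area}$. For an equilateral triangle $\Gamma=4/\sqrt3$.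

\begin{lemma}\label{lem:bipolar}
Let $k\ne0$, and let $F$ be measurable on $(0,\infty)^2$ and either nonnegative or such that the left side below converges absolutely. Then
\[
\int_{\mathbb R^2}F(|p|,|k-p|)\,dp=\int_0^\infty\!\!\int_0^\infty F(r,s)\,\Gamma(r,s,|k|)\,dr\,ds .
\]
\end{lemma}

\begin{proof}
The map $p\mapsto(r,s)=(|p|,|k-p|)$ is a diffeomorphism of each of the two open half-planes bounded by $\mathbb Rk$ onto $\{|r-s|<|k|<r+s\}$. The gradients of $r$ and $s$ are the unit vectors along $p$ and $p-k$, so the Jacobian determinant has modulus $\sin\vartheta$, where $\vartheta$ is the angle at $p$ of the triangle $0,k,p$. The area of the triangle is $\frac12rs\sin\vartheta$, so $1/\sin\vartheta=\Gamma/2$, and the two half-planes add up to $\Gamma$.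
\end{proof}

The rest of this section is formal and is not used in the proofs. If $\tanh$ is replaced by $1$, then $k_0=1$, $\beta_0=2$ and $\ell_0(q)=(q-1)^2$. This suggests the model equation with the simplest quadratic term $\eta^2$,
\[
\ell(|k|)\,\hat\eta=\hat\eta*\hat\eta,\qquad\ell(q)=\varepsilon^2+(q-1)^2 .
\]
Since $1/\ell$ is a peak of height $\varepsilon^{-2}$ and width $\varepsilon$, we factor it out and write $\hat\eta(k)=\varepsilon^2\gamma(|k|)/\ell(|k|)$. By Lemma~\ref{lem:bipolar} the equation becomes, with all powers of $\varepsilon$ absorbed,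
\[
\gamma(q)=\iint\Gamma(r,s,q)\,\gamma(r)\gamma(s)\,d\varpi(r)\,d\varpi(s),\qquad d\varpi(r)=\frac{\varepsilon\,dr}{\varepsilon^2+(r-1)^2}.
\]
As $\varepsilon\to0$ the measure $\varpi$ concentrates at $r=1$ with mass $\pi$. Freezing $r=s=1$ in $\Gamma$ gives $\gamma(q)=\Gamma(1,1,q)\,t^2$ with $t=\int\gamma\,d\varpi\approx\pi\gamma(1)$. The equation has collapsed to one number:
\[
t=\pi\,\frac4{\sqrt3}\,t^2,\qquad t=\frac{\sqrt3}{4\pi},\qquad \eta(x)=\varepsilon\int\gamma(r)\,2\pi rJ_0(r|x|)\,d\varpi(r)\approx\frac{\sqrt3}2\,\varepsilon\,J_0(|x|).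
\]
The factor $4/\sqrt3$ comes from the triples $p$, $k-p$, $k$ that all lie on the critical circle and form an equilateral triangle, the \emph{resonant triads}; see Figure~\ref{fig:triad}. The computation also explains why the amplitude is of order $\varepsilon$ and not $\varepsilon^2$, as the naive balance of $\varepsilon^2\eta$ against $\eta^2$ suggests. If $\hat\eta$ has mass $A$ in an annulus of width $\varepsilon$, its height is $A/\varepsilon$, while $\hat\eta*\hat\eta$ has mass $A^2$ spread over a disc of radius $2$, with bounded density near the circle. The balance is $\varepsilon^2\cdot A/\varepsilon\sim A^2$.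

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=1.8]
\fill[gray,fill opacity=0.3,even odd rule] (0,0) circle (1.09) (0,0) circle (0.91);
\fill[gray,fill opacity=0.3,even odd rule] (1,0) circle (1.09) (1,0) circle (0.91);
\draw (0,0) -- (1,0) -- (0.5,0.866) -- cycle;
\draw (0,0) -- (0.5,-0.866) -- (1,0);
\fill (0,0) circle (0.025) node[left] {$0$};
\fill (1,0) circle (0.025) node[right] {$k$};
\fill (0.5,0.866) circle (0.025);
\fill (0.5,-0.866) circle (0.025);
\node at (0.5,1.15) {$p_+$};
\node at (0.5,-1.15) {$p_-$};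
\end{tikzpicture}
\caption{Two functions are concentrated in an annulus of width $\varepsilon$ around the circle $|p|=k_0$. Their convolution at a point $k$ with $|k|=k_0$ is an integral over the intersection (dark) of the annulus with its translate by $k$. The circles cross transversally at the points $p_\pm$ that form equilateral triangles with $0$ and $k$, and the intersection has area of order $\varepsilon^2$. For $k=0$ the circles coincide, for $|k|=2k_0$ they are tangent, and the intersection is larger.}
\label{fig:triad}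
\end{figure}

The difficulty is visible in $\Gamma(1,1,q)=4/(q\sqrt{4-q^2})$, which is unbounded at $q=0$ and $q=2$. We can expect $\gamma$ to be bounded only near the circle, and the part $h$ of $\hat\eta$ away from the circle has to be measured in integral norms. Let $P$ be the peak $\varepsilon^2/\ell$, cut off to a fixed annulus; then $\|P\|_1\sim\varepsilon$ and $\|P\|_2\sim\varepsilon^{1/2}$. The part $h$ is generated by $P*P$, and it changes $\gamma$ by $\varepsilon^{-2}P*h$, which is bounded by $\varepsilon^{-2}\varepsilon^{1/2}\|h\|_2$. This is small only if $\|h\|_2\ll\varepsilon^{3/2}$, whereas Young's inequality gives exactly $\|P*P\|_2\le C\varepsilon^{3/2}$. A cubic term, which contributes $\varepsilon^{-2}P*P*P$, is borderline in the same way. The transversality in Figure~\ref{fig:triad} improves the bound to $\varepsilon^{7/4}$ (Lemma~\ref{lem:ring}), and this gain makes the scalar equation the leading order of the full problem. Before that, the ferrofluid equations must be brought into the form of the model, with every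 nonlinear term dominated by convolutions.

\section{The magnetic field of a given surface}\label{sec:field}

\subsection{Flattening}

The domains of $\phi^\pm$ depend on $\eta$, so we map them to the fixed layers $-D\le y\le0$ and $0\le y\le D$. Let $\theta(y)=1-|y|/D$. It is affine on each layer, with $\theta'=1/D$ below and $\theta'=-1/D$ above, $\theta(0)=1$ and $\theta(\pm D)=0$. Put
\[
z=y+\theta(y)\eta(x),\qquad\mathcal J=1+\theta'\eta,\qquad\Phi(x,y)=\phi^\pm(x,y+\theta\eta),\qquad V=\nabla_x\Phi,\qquad W=\partial_y\Phi .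
\]
On each layer $z=\eta+y\mathcal J$. If $\eta$ is smooth and $|\eta|<D$, then $\mathcal J>0$ and $y=(z-\eta)/\mathcal J$, so the map is a smooth diffeomorphism of the closed layer onto the closed fluid or air region. The chain rule gives
\begin{equation}\label{eq:chain}
\phi_z=W/\mathcal J,\qquad\nabla_x\phi=V-\theta\nabla\eta\,W/\mathcal J .
\end{equation}
The flux condition in \eqref{eq:interface} is natural for equations in divergence form, so we transform the divergence. Let $(w_h,w_3)(x,z)$ be a smooth vector field, evaluated at $z=y+\theta\eta$. Since $\nabla_x\mathcal J=\theta'\nabla\eta$,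
\begin{align*}
\nabla_x\cdot(\mathcal Jw_h)&=\theta'\nabla\eta\cdot w_h+\mathcal J(\nabla_x\cdot w_h)+\mathcal J\theta\nabla\eta\cdot\partial_zw_h,\\
\partial_y(w_3-\theta\nabla\eta\cdot w_h)&=\mathcal J\partial_zw_3-\theta'\nabla\eta\cdot w_h-\mathcal J\theta\nabla\eta\cdot\partial_zw_h,
\end{align*}
and the sum is $\mathcal J\operatorname{div}w$. For $w=\nabla\phi$ this reads $\mathcal J\Delta\phi=\nabla_x\cdot Q_h+\partial_yQ_3$, where $Q_h=\mathcal J\nabla_x\phi$ and $Q_3=\phi_z-\theta\nabla\eta\cdot\nabla_x\phi$. By \eqref{eq:chain}, $Q=U+F$ with $U=(V,W)$ and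
\begin{equation}\label{eq:F}
F_h=\theta'\eta V-\theta\nabla\eta\,W,\qquad F_3=-\theta\nabla\eta\cdot V+\Big(\frac{1+\theta^2|\nabla\eta|^2}{1+\theta'\eta}-1\Big)W .
\end{equation}
At $y=0$, $Q_3=\sqrt{1+|\nabla\eta|^2}\,\nabla\phi\cdot\hat{\mathbf n}$, and at the walls $Q_3=\phi_z$. Let $\sigma=\mu$ for $y<0$ and $\sigma=1$ for $y>0$. Then \eqref{eq:laplace}--\eqref{eq:interface} are equivalent to
\begin{equation}\label{eq:flat}
\begin{aligned}
&\nabla_x\cdot Q_h+\partial_yQ_3=0\ \text{ in each layer},&&Q_3=0\ \text{ at }y=\pm D,\\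
&\sigma Q_3\ \text{ continuous at }y=0,&&\Phi|_{y=0^+}-\Phi|_{y=0^-}=\tfrac{\mu-1}\mu\eta .
\end{aligned}
\end{equation}

\subsection{Majorants}

In Section~\ref{sec:ring} we need bounds on the nonlinear terms that are pointwise in $k$, because the concentration of $\hat\eta$ near a circle is invisible to Sobolev norms. Let $\hat\chi(k,y)$, scalar or vector valued, be measurable in $k$ and continuous in $y$ on each closed layer (two values at $y=0$ are allowed); such a function is jointly measurable. Its \emph{majorant} is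
\[
\chi^\sharp(k)=e^{|k|}\max_y|\hat\chi(k,y)|,
\]
which is measurable as a supremum over rational $y$. The weight $e^{|k|}$ provides smoothness in $x$, and it costs nothing in products because $e^{|k|}\le e^{|p|}e^{|k-p|}$.

\begin{lemma}\label{lem:majorant}
Let $\chi^\sharp,\chi_1^\sharp,\chi_2^\sharp\in L^1(\mathbb R^2)$.
\begin{enumerate}
\item[(a)] The function $\chi(x,y)=\int\hat\chi(k,y)e^{ik\cdot x}\,dk$ has $x$-derivatives of all orders, continuous on each closed layer, which tend to $0$ as $|x|\to\infty$ uniformly in $y$.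
\item[(b)] The convolution $\int\hat\chi_1(p,y)\hat\chi_2(k-p,y)\,dp$ is measurable in $k$ and continuous in $y$, it is the transform of $\chi_1\chi_2$, and $(\chi_1\chi_2)^\sharp\le\chi_1^\sharp*\chi_2^\sharp$.
\item[(c)] If $\hat\chi(k,\cdot)$ is $C^1$ on each closed layer and $|\partial_y\hat\chi(k,y)|$ is bounded by an integrable function of $k$, then $\partial_y\chi=\int\partial_y\hat\chi\,e^{ik\cdot x}\,dk$ in the classical sense.
\end{enumerate}
\end{lemma}

\begin{proof}
(a) Since $|k|^je^{-|k|}$ is bounded, $|k|^j\max_y|\hat\chi|\in L^1$, and differentiability and continuity follow by dominated convergence. For the same reason $y\mapsto k^\iota\hat\chi(\cdot,y)\in L^1$ is continuous on a compact interval for each multi-index $\iota$, so its range is compact. The Riemann--Lebesgue lemma, which says that the inverse transform of an $L^1$ function tends to $0$ at infinity, is uniform on compact subsets of $L^1$: cover the set by finitely many small balls and apply the lemma to their centers. (b) Where $\chi_1^\sharp*\chi_2^\sharp$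 is finite, the integrand times $e^{|k|}$ is dominated by $\chi_1^\sharp(p)\chi_2^\sharp(k-p)$; this gives continuity in $y$ and the bound, and Fubini's theorem gives the rest. (c) Integrate $\partial_y\hat\chi$ in $y$ and apply Fubini's theorem.
\end{proof}

For a profile $\eta$ put $m(k)=e^{|k|}(1+|k|)|\hat\eta(k)|$, which dominates both $\eta^\sharp$ and $(\nabla\eta)^\sharp$, and let $\mathcal M$ be the space of all $\eta$ with $m\in L^1\cap L^2$. For $\eta_i\in\mathcal M$ we write $m_i$. The condition $m\in L^2$ makes convolution powers bounded: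
\begin{equation}\label{eq:powers}
\|m^{*n}\|_\infty\le\|m\|_2^2\,\|m\|_1^{n-2}\qquad(n\ge2).
\end{equation}

\subsection{The linear transmission problem}

We treat $F$ in \eqref{eq:flat} as a perturbation. At fixed $k$ this requires solving an ordinary differential equation with data $F$. Since $F$ contains first derivatives of $\Phi$ and is again the input of the next step, the solution operator must map $F$ to the gradient without loss, in the supremum norm in $y$ and uniformly in $k$.

\begin{lemma}\label{lem:transmission}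
Let $k\ne0$, $q=|k|$, and let $F=(F_h,F_3)$ be continuous on each closed layer, $\|F\|=\max_y|F|$. There is a unique $\varphi=\varphi[F]\in H^1(-D,D)$ such that $\Xi=\sigma(\varphi'+F_3)$ is continuous on $[-D,D]$ and $C^1$ on each closed layer, with
\[
\Xi'=\sigma(q^2\varphi-ik\cdot F_h),\qquad\Xi(\pm D)=0 .
\]
The derivative $\varphi'$ is continuous on each closed layer, and $\max_y(q|\varphi|+|\varphi'|)\le C\|F\|$ with $C$ independent of $k$. If $F$ depends measurably on $k$, so do $\varphi$ and $\varphi'$.
\end{lemma}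

\begin{proof}
\emph{Existence.} The problem is equivalent to
\begin{equation}\label{eq:weak}
\int\sigma(\varphi'\bar\chi'+q^2\varphi\bar\chi)\,dy=\int\sigma(ik\cdot F_h\,\bar\chi-F_3\bar\chi')\,dy\qquad\text{for all }\chi\in H^1(-D,D).
\end{equation}
Indeed, \eqref{eq:weak} follows from the equation by integration by parts. Conversely, \eqref{eq:weak} for $\chi$ of compact support says that $\Xi$ has the piecewise continuous weak derivative $\sigma(q^2\varphi-ik\cdot F_h)$ on $(-D,D)$, and general $\chi$ then give $\Xi(\pm D)=0$. The left side of \eqref{eq:weak} is an inner product equivalent to that of $H^1$, so the Riesz representation theorem gives exactly one solution. Also $\varphi'=\Xi/\sigma-F_3$ is continuous on each closed layer.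

\emph{Green function.} Let
\begin{align*}
u_-&=\begin{cases}\cosh q(y+D),&y\le0,\\ \cosh qD\cosh qy+\mu\sinh qD\sinh qy,&y\ge0,\end{cases}\\
u_+&=\begin{cases}\cosh qD\cosh qy-\frac1\mu\sinh qD\sinh qy,&y\le0,\\ \cosh q(D-y),&y\ge0.\end{cases}
\end{align*}
Both functions are positive and continuous, $\sigma u_\pm'$ is continuous, $(\sigma u_\pm')'=q^2\sigma u_\pm$, and $u_-'(-D)=u_+'(D)=0$. The quantity $\mathcal W=\sigma(u_-'u_+-u_-u_+')$ is continuous with zero derivative, so it equals its value $(\mu+1)q\sinh qD\cosh qD>0$ at $0$. Fix $y_0\in(-D,D)$ and let $G(y)=u_-(\min(y_0,y))\,u_+(\max(y_0,y))/\mathcal W>0$. Then $(\sigma G')'=q^2\sigma G$ away from $y_0$, $G'(\pm D)=0$, and $\sigma G'$ drops by $1$ at $y_0$. Integration by parts gives $\int\sigma(G'\chi'+q^2G\chi)\,dy=\chi(y_0)$ for $\chi\in H^1$. Taking $\chi=\varphi$ here and $\chi=G$ in \eqref{eq:weak},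
\begin{equation}\label{eq:green}
\varphi(y_0)=\int\sigma\,(ik\cdot F_h\,G-F_3\,G')\,dy .
\end{equation}
This formula shows that $\varphi$ is measurable in $k$; then so are $\Xi=\int_{-D}^y\Xi'$ and $\varphi'$.

\emph{Bound for $\varphi$.} The choice $\chi=1$ gives $q^2\int\sigma G=1$. The function $\sigma G'$ increases from $0$ on $[-D,y_0)$, drops by $1$, and increases to $0$ on $(y_0,D]$. Hence $|\sigma G'|\le1$, and $G$ increases up to $y_0$ and decreases afterwards. If $q\le1/D$, then $q\int\sigma|G'|\le2qD\le2$. If $q\ge1/D$, one side of $y_0$ contains an interval of length $1/q$ with endpoint $y_0$; there $G(y)\ge G(y_0)-|y-y_0|$ because $\sigma\ge1$, so $1=q^2\int\sigma G\ge qG(y_0)-\frac12$, and $q\int\sigma|G'|\le2\mu qG(y_0)\le3\mu$. In both cases \eqref{eq:green} yields $q|\varphi(y_0)|\le(1+3\mu)\|F\|$, and consequently $|\Xi'|\le Cq\|F\|$.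

\emph{Bound for $\varphi'$.} It suffices to bound $\Xi$. If $q\le1/D$, integrate $\Xi'$ from the nearer wall: $|\Xi|\le CqD\|F\|\le C\|F\|$. If $q\ge1/D$, choose an interval $[b,b']$ of length $1/q$ that contains $y$ and lies in one closed layer. The mean of $\Xi$ over it is $\sigma q(\varphi(b')-\varphi(b))$ plus the mean of $\sigma F_3$, which is at most $C\|F\|$, and $\Xi(y)$ differs from the mean by at most $\max|\Xi'|/q\le C\|F\|$.
\end{proof}

Let $\mathcal SF=(ik\varphi[F],\varphi[F]')$, applied at each $k$; thus $(\mathcal SF)^\sharp\le CF^\sharp$. Lemma~\ref{lem:transmission} produces potentials without a jump, and the jump is carried by the linear solution. Let $\hat\Phi_1(k,y)$ be given by \eqref{eq:phi1} with $y$ for $z$ and $\hat\eta(k)$ for $\eta$, and let $U_1(\eta)=(ik\hat\Phi_1,\partial_y\hat\Phi_1)$. Then $\Phi_1^\sharp\le Cm$ and $U_1^\sharp\le Cm$. With $\hat\Phi=\hat\Phi_1+\varphi[F]$, problem \eqref{eq:flat} takes the form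
\begin{equation}\label{eq:fixedU}
U=U_1(\eta)+\mathcal SF(\eta,U).
\end{equation}

\subsection{The multilinear series}

We solve \eqref{eq:fixedU} by an explicit series, since the multilinear structure in $\eta$ is what gives Lipschitz estimates later. Expanding $1/(1+\theta'\eta)$ in \eqref{eq:F} suggests the maps, linear in $U$ and in each $\eta_i$,
\begin{align*}
F_1(\eta_1)U&=\big(\theta'\eta_1V-\theta\nabla\eta_1W,\ -\theta\nabla\eta_1\cdot V-\theta'\eta_1W\big),\\
F_j(\eta_1,\dots,\eta_j)U&=\Big(0,\ \Big[\prod_{i=1}^j(-\theta'\eta_i)+\theta^2\,\nabla\eta_1\cdot\nabla\eta_2\prod_{i=3}^j(-\theta'\eta_i)\Big]W\Big)\qquad(j\ge2),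
\end{align*}
with products read as convolutions in $k$. As $|\theta|\le1$ and $|\theta'|=1/D$, Lemma~\ref{lem:majorant}(b) gives $(F_j(\eta_1,\dots,\eta_j)U)^\sharp\le C_1^{\,j}\,m_1*\dots*m_j*U^\sharp$ with $C_1=2+2/D$. Define $n$-linear maps on $\mathcal M$ recursively, for $n\ge2$, by
\[
U_n(\eta_1,\dots,\eta_n)=\mathcal SF^{(n)},\qquad F^{(n)}=\sum_{j=1}^{n-1}F_j(\eta_1,\dots,\eta_j)\,U_{n-j}(\eta_{j+1},\dots,\eta_n).
\]
Let $C_2\ge1$ bound both $\mathcal S$ and $U_1$, and let $L=C_1(1+C_2)$. By induction $F^{(n)}$ has a majorant at most $L^{n-1}m_1*\dots*m_n$ and $U_n$ at most $C_2L^{n-1}m_1*\dots*m_n$, because $\sum_{j\ge1}C_1^{\,j}C_2L^{n-j-1}=L^{n-1}C_1C_2/(L-C_1)=L^{n-1}$. We record this as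
\begin{equation}\label{eq:Un}
U_n(\eta_1,\dots,\eta_n)^\sharp\le C^n\,m_1*\dots*m_n,\qquad(F^{(n)})^\sharp\le C^n\,m_1*\dots*m_n .
\end{equation}

\begin{proposition}\label{prop:field}
There is $c_0\in(0,D)$, depending only on $\mu$ and $D$, with the following property. Let $\eta\in\mathcal M$ with $\hat\eta$ real and radial and $\|m\|_1\le c_0$. Then $\eta$ is real, radial and smooth, $|\eta|<D$, and $\eta,\nabla\eta\to0$ at infinity. The series $U=\sum_nU_n(\eta,\dots,\eta)$ is the gradient $(\nabla_x\Phi,\partial_y\Phi)$ of a function $\Phi$ such that the corresponding potentials $\phi^\pm$ are real, radial in $x$, smooth up to the interface and the walls, solve \eqref{eq:laplace}--\eqref{eq:interface}, and tend to $0$ with their gradients as $|x|\to\infty$, uniformly in $z$.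
\end{proposition}

\begin{proof}
The statements on $\eta$ follow from Lemma~\ref{lem:majorant}(a), from $|\eta|\le\|m\|_1<D$, and from the formula for radial transforms.

\emph{Convergence.} Choose $c_0$ with $Cc_0\le\frac12$ for the constant in \eqref{eq:Un}. Then $\sum_nC^nm^{*n}\in L^1$, so for almost every $k$ the series for $\hat U$ and for $\hat F=\sum_{n\ge2}\hat F^{(n)}$ converge uniformly in $y$, and $U^\sharp,F^\sharp\in L^1$. Absolute convergence allows us to rearrange $F=\sum_j\sum_lF_jU_l=\sum_jF_j(\eta,\dots,\eta)U$. In physical space this is a uniformly convergent series of products, whose sum is \eqref{eq:F} by the geometric series, as $|\theta'\eta|\le c_0/D<1$. Since $\mathcal S$ is linear and bounded at fixed $k$, $U$ solves \eqref{eq:fixedU}, and $\hat U=(ik\hat\Phi,\partial_y\hat\Phi)$ with $\hat\Phi=\hat\Phi_1+\varphi[F]$.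

\emph{The potential itself.} Lemma~\ref{lem:transmission} controls $|k|\varphi$, not $\varphi$, so small $k$ need an argument. For $|k|\ge1$ we have $\Phi^\sharp\le U^\sharp$. For $|k|\le1$, by \eqref{eq:Un} and \eqref{eq:powers},
\[
\Phi^\sharp\le Cm+\frac C{|k|}\sum_{n\ge2}C^n\|m\|_2^2\|m\|_1^{n-2},
\]
and $1/|k|$ is integrable on the unit disc of $\mathbb R^2$. Hence $\Phi^\sharp\in L^1$. By Lemma~\ref{lem:majorant}, $\Phi$ is a function with $\nabla_x\Phi=V$ and $\partial_y\Phi=W$ classically.

\emph{Symmetry.} Let $O$ be an orthogonal $2\times2$ matrix. We claim $\hat U_n(Ok)=(O\hat V_n(k),\hat W_n(k))$ on the diagonal $\eta_i=\eta$. This holds for $n=1$. If it holds below $n$, the substitution $p\mapsto Op$ in the convolutions shows $\hat F^{(n)}(Ok)=(O\hat F^{(n)}_h(k),\hat F^{(n)}_3(k))$, since $\hat\eta$ is invariant, $ip\,\hat\eta(p)$ is equivariant, and $F_j$ contains only products of scalars, scalars times vectors, and dot products. The problem of Lemma~\ref{lem:transmission} involves only $|k|$, $k\cdot F_h$ and $F_3$,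 so $\varphi[F^{(n)}]$ is invariant, and the claim follows. Thus $\hat\Phi(Ok,y)=\hat\Phi(k,y)$ and $\Phi$ is radial in $x$. A function $\chi$ is real exactly when $\hat\chi(-k)=\overline{\hat\chi(k)}$. This property holds for $\eta$ and $U_1$, it is preserved by products, and it is preserved by $\mathcal S$ because the complex conjugate of the problem at $k$ is the problem at $-k$ with conjugate data. So $\Phi$ is real.

\emph{Smoothness.} Let $\mathcal C$ be the algebra of functions on a closed layer with continuous $x$-derivatives of all orders. If $\chi,\partial_y\chi\in\mathcal C$, then $\partial_y$ commutes with $x$-derivatives of $\chi$, as one sees by writing $\chi$ as the $y$-integral of $\partial_y\chi$. Let $Q=U+F$, so $Q^\sharp\in L^1$. By Lemma~\ref{lem:transmission} and $\partial_y^2\hat\Phi_1=|k|^2\hat\Phi_1$, the function $\hat Q_3(k,\cdot)$ is $C^1$ on each closed layer with $\partial_y\hat Q_3=-ik\cdot\hat Q_h$, and Lemma~\ref{lem:majorant}(c) gives $\partial_yQ_3=-\nabla_x\cdot Q_h$ classically. Suppose $\partial_y^j\Phi\in\mathcal C$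 for $j\le n$, which holds for $n=1$. Then $Q_h=\mathcal JV-\theta\nabla\eta\,W$ has $\partial_y^jQ_h\in\mathcal C$ for $j\le n-1$, so $\partial_y^jQ_3\in\mathcal C$ for $j\le n$. Solving \eqref{eq:F} for $W$,
\[
\partial_y\Phi=\frac{\mathcal J}{1+\theta^2|\nabla\eta|^2}\,\big(Q_3+\theta\nabla\eta\cdot\nabla_x\Phi\big),
\]
so $\partial_y^{n+1}\Phi\in\mathcal C$. Hence $\Phi$ is $C^\infty$ on each closed layer, and so are $\phi^\pm$ on their closed domains.

\emph{Equations and decay.} The first equation in \eqref{eq:flat} has just been shown. For each $k$, $\sigma\hat Q_3=\sigma\partial_y\hat\Phi_1+\Xi$ is continuous at $0$ and vanishes at $\pm D$, and $\varphi[F]$ is continuous at $0$, so $\hat\Phi$ has the jump $\frac{\mu-1}\mu\hat\eta$ of $\hat\Phi_1$. Integration against $e^{ik\cdot x}$ gives the remaining conditions in \eqref{eq:flat} pointwise. Finally $\Phi,V,W\to0$ uniformly in $y$ by Lemma~\ref{lem:majorant}(a); since $\mathcal J\ge1-c_0/D>0$ and $\nabla\eta$ is bounded, \eqref{eq:chain} gives the decay of $\phi^\pm$ and $\nabla\phi^\pm$.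
\end{proof}

\section{The reduced equation for the surface}\label{sec:reduced}

\subsection{Expansion of the force balance}

With the potentials of Proposition~\ref{prop:field}, the force balance \eqref{eq:force} is an equation for $\eta$ alone.

\begin{proposition}\label{prop:reduced}
There are $n$-linear maps $N_n$ on $\mathcal M$, $n\ge2$, with $N_2$ symmetric, such that for all $\varepsilon\in(0,\frac12]$
\begin{equation}\label{eq:Nn}
e^{|k|}(1+|k|)^{-1}\big|\hat N_n(\eta_1,\dots,\eta_n)(k)\big|\le C^n\,m_1*\dots*m_n(k).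
\end{equation}
After decreasing $c_0$, the following holds for $\eta$ and $\phi^\pm$ as in Proposition~\ref{prop:field}: the function $\hat N(\eta)=\sum_{n\ge2}\hat N_n(\eta,\dots,\eta)$ is integrable, real and radial, and \eqref{eq:force} holds if and only if
\begin{equation}\label{eq:reduced}
\ell_\varepsilon(|k|)\,\hat\eta(k)=\hat N(\eta)(k).
\end{equation}
\end{proposition}

\begin{proof}
\emph{Magnetic stress.} Take traces at $y=0^-$ and put $\omega=W/(1+\eta/D)$. By \eqref{eq:chain}, $\mathbf H^-=(-(V-\omega\nabla\eta),\frac1\mu-\omega)$ on the surface, so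
\begin{equation}\label{eq:M}
M=|V-\omega\nabla\eta|^2+\Big(\frac1\mu-\omega\Big)^2+(\mu-1)\frac{\big(\frac1\mu-\omega+\nabla\eta\cdot(V-\omega\nabla\eta)\big)^2}{1+|\nabla\eta|^2}-\frac1\mu .
\end{equation}
This is a rational function of $\zeta=(\eta,\partial_1\eta,\partial_2\eta,V_1,V_2,W)\in\mathbb C^6$, analytic near $0$ and vanishing at $0$, with linear part $-2W$. Cauchy's estimates say that the Taylor coefficients of degree $l$ of a function that is analytic and bounded by $C_0$ on a polydisc of radius $\varrho$ are at most $C_0\varrho^{-l}$. Writing each monomial as an ordered product, $M=\sum_{l\ge1}\sum_{i_1,\dots,i_l}c_{i_1\dots i_l}\zeta_{i_1}\cdots\zeta_{i_l}$ with $|c_{i_1\dots i_l}|\le C^l$. Each component is a series $\zeta_i=\sum_n\zeta_i^{(n)}(\eta,\dots,\eta)$ of $n$-linear maps with majorants at most $C^nm_1*\dots*m_n$: for $i\le3$ only $n=1$ occurs, and for $i\ge4$ this is \eqref{eq:Un}. Define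
\[
M_n(\eta_1,\dots,\eta_n)=\sum_{l=1}^n\ \sum_{i_1,\dots,i_l}c_{i_1\dots i_l}\sum_{n_1+\dots+n_l=n}\zeta_{i_1}^{(n_1)}(\eta_1,\dots,\eta_{n_1})\cdots\zeta_{i_l}^{(n_l)}(\eta_{n-n_l+1},\dots,\eta_n).
\]
There are $6^l$ index tuples and at most $2^n$ ways of writing $n$ as an ordered sum, so $M_n^\sharp\le C^nm_1*\dots*m_n$. For $\|m\|_1$ small all series converge absolutely and uniformly in $x$, and $M=\sum_nM_n(\eta,\dots,\eta)$. The first term is $\hat M_1=-2\partial_y\hat\Phi_1|_{y=0^-}=2aT(|k|)\hat\eta$.

\emph{Curvature.} By the binomial series, $\kappa(\eta)-\Delta\eta=\sum_{j\ge1}\binom{-1/2}j\nabla\cdot\big(|\nabla\eta|^{2j}\nabla\eta\big)$ with $|\binom{-1/2}j|\le1$. The $j$th term is the diagonal of a map $\kappa_n$ of degree $n=2j+1$, a product of $j$ factors $\nabla\eta_i\cdot\nabla\eta_{i+1}$ and $\nabla\eta_n$ followed by the divergence, and $\kappa_n^\sharp\le|k|\,m_1*\dots*m_n$. Put $\kappa_n=0$ for even $n$.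

\emph{The equation.} Let $N_n=\frac{B(\mu-1)}2M_n+\kappa_n$ for $n\ge2$, and replace $N_2$ by its average over the two orders of the arguments. Since $B\le B_c$, \eqref{eq:Nn} holds, and $\hat N(\eta)\in L^1$ because $(1+|k|)e^{-|k|}\le1$. The balance \eqref{eq:force} can be written as
\[
\eta-\Delta\eta-\tfrac{B(\mu-1)}2M_1=\tfrac{B(\mu-1)}2(M-M_1)+\kappa(\eta)-\Delta\eta=N(\eta).
\]
The two sides are the inverse transforms of the integrable functions $\ell_\varepsilon\hat\eta$ and $\hat N(\eta)$, and the transform is injective on $L^1$. Finally $M$, $M_1$, $\kappa(\eta)$ and $\Delta\eta$ are real radial functions of $x$, because $\eta$ and $\Phi$ are and \eqref{eq:M} contains only scalars and dot products. So $\hat N(\eta)$ is radial, and being even with $\hat N(-k)=\overline{\hat N(k)}$ it is real.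
\end{proof}

\subsection{The quadratic term}

As in the model, the amplitude is selected by the quadratic term on resonant triads, so $N_2$ is needed exactly. The curvature is odd in $\eta$ and does not contribute.

\begin{proposition}\label{prop:quadratic}
For $\eta_1,\eta_2\in\mathcal M$,
\begin{equation}\label{eq:N2}
\hat N_2(\eta_1,\eta_2)(k)=\tfrac12\beta_0\tau(1-\varepsilon^2)\int\nu\big(|p|,|k-p|,|k|\big)\,\hat\eta_1(p)\,\hat\eta_2(k-p)\,dp,
\end{equation}
where $\nu(r,s,q)=T(r)T(s)+T(q)\big(T(r)+T(s)\big)-\frac12(r^2+s^2+q^2)$. In particular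
\begin{equation}\label{eq:triad}
\nu(k_0,k_0,k_0)=3k_0^2\big(\tanh^2(k_0D)-\tfrac12\big),
\end{equation}
which vanishes if and only if $D=D_*$.
\end{proposition}

\begin{proof}
Both sides of \eqref{eq:N2} are symmetric and bilinear, so it suffices to take $\eta_1=\eta_2=\eta$. We write the computation in the variable $x$; each identity is one between transforms at fixed $k\ne0$, where the convolutions may be differentiated in $y$ under the integral because $|p|^j|\hat\eta(p)|\le C_jm(p)\in L^2$. Subscripts $y$ denote derivatives, and $\mathcal T$ is the multiplier $T(|k|)$.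

\emph{A harmonic unknown.} Let $\hat\Phi_2=\varphi[F_1(\eta)U_1]$, so that $\Delta_x\Phi_2+\Phi_{2,yy}+\operatorname{div}F_1=0$ with
\[
F_{1,h}=\theta'\eta\nabla\Phi_1-\theta\nabla\eta\,\Phi_{1,y},\qquad F_{1,3}=-\theta\nabla\eta\cdot\nabla\Phi_1-\theta'\eta\,\Phi_{1,y}.
\]
Taylor expansion of $\Phi(x,y)=\phi(x,y+\theta\eta)$ suggests that $\psi=\Phi_2-\theta\eta\,\Phi_{1,y}$ is the second-order term of the unflattened potential and hence harmonic. To verify this, use $\theta''=0$ and $\Delta_x\Phi_1+\Phi_{1,yy}=0$ in each layer: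
\begin{align*}
\operatorname{div}F_1&=\theta'\eta(\Delta_x\Phi_1-\Phi_{1,yy})-\theta\Delta\eta\,\Phi_{1,y}-2\theta\nabla\eta\cdot\nabla\Phi_{1,y},\\
(\Delta_x+\partial_y^2)(\theta\eta\,\Phi_{1,y})&=\theta\Delta\eta\,\Phi_{1,y}+2\theta\nabla\eta\cdot\nabla\Phi_{1,y}+2\theta'\eta\,\Phi_{1,yy}.
\end{align*}
The sum is $\theta'\eta(\Delta_x\Phi_1+\Phi_{1,yy})=0$, so $\Delta_x\psi+\psi_{yy}=0$. Moreover
\[
\Phi_{2,y}+F_{1,3}=\psi_y+\theta\,(\eta\,\Phi_{1,yy}-\nabla\eta\cdot\nabla\Phi_1),
\]
so $\psi_y=0$ at the walls, and $\sigma(\psi_y+\eta\Phi_{1,yy}-\nabla\eta\cdot\nabla\Phi_1)$ is continuous at $y=0$. The function $\Phi_2=\psi+\theta\eta\Phi_{1,y}$ is continuous at $y=0$.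

\emph{Solving for $\psi$.} Superscripts $\pm$ denote traces at $y=0^\pm$. From \eqref{eq:phi1},
\[
\Phi_1^-=-a\eta,\quad\Phi_{1,y}^-=-a\mathcal T\eta,\quad\Phi_{1,yy}^-=a\Delta\eta,\qquad\Phi_1^+=\mu a\eta,\quad\Phi_{1,y}^+=-\mu a\mathcal T\eta,\quad\Phi_{1,yy}^+=-\mu a\Delta\eta .
\]
The two interface conditions become
\[
\mu\psi_y^--\psi_y^+=-2\mu a(\eta\Delta\eta+|\nabla\eta|^2)=-\mu a\Delta(\eta^2),\qquad\psi^+-\psi^-=(\mu-1)a\,\eta\mathcal T\eta .
\]
At fixed $k$, $\hat\psi$ is a multiple of $\cosh|k|(y+D)$ below and of $\cosh|k|(D-y)$ above, so $\psi_y^-=\mathcal T\psi^-$ and $\psi_y^+=-\mathcal T\psi^+=-\psi_y^--\mathcal T(\psi^+-\psi^-)$. Therefore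
\[
\psi_y^-=-\frac1{\mu+1}\big[\mu a\Delta(\eta^2)+(\mu-1)a\,\mathcal T(\eta\mathcal T\eta)\big].
\]

\emph{Assembling $M_2$.} The first- and second-order parts of $\omega=W/(1+\theta'\eta)$ at $y=0^-$ are $\omega_1=\Phi_{1,y}^-$ and $\omega_2=\Phi_{2,y}^--\theta'\eta\,\Phi_{1,y}^-=\psi_y^-+\eta\,\Phi_{1,yy}^-$. In \eqref{eq:M} the first term contributes $|\nabla\Phi_1|^2$ at second order, the second $-\frac2\mu\omega_2+\omega_1^2$, and the third $(\mu-1)\big[-\frac2\mu\omega_2+\omega_1^2+\frac2\mu\nabla\eta\cdot\nabla\Phi_1-\frac1{\mu^2}|\nabla\eta|^2\big]$. With $c=\frac{\mu-1}\mu$,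
\[
M_2=-2\psi_y^--2a\eta\Delta\eta+\mu a^2(\mathcal T\eta)^2+\Big(a^2-2ca-\frac c\mu\Big)|\nabla\eta|^2 .
\]
We use $c=a(\mu+1)$, $c-a=a\mu=\tau$, $\frac1\mu=1-c$ and $\frac{2\mu}{\mu+1}=1+\tau=\mu(1-\tau)$. The last coefficient is
\[
a^2-2ca-c+c^2=\tau^2-c=a(\mu\tau-\mu-1)=-a(2+\tau),
\]
and $-2\psi_y^-=a(1+\tau)(2\eta\Delta\eta+2|\nabla\eta|^2)+2a\tau\mathcal T(\eta\mathcal T\eta)$. In the sum $\eta\Delta\eta$ has the coefficient $2a(1+\tau)-2a=2a\tau$ and $|\nabla\eta|^2$ has $2a(1+\tau)-a(2+\tau)=a\tau$, so
\[
M_2=a\tau\big[(\mathcal T\eta)^2+2\mathcal T(\eta\mathcal T\eta)+2\eta\Delta\eta+|\nabla\eta|^2\big],\qquad\tfrac{B(\mu-1)}2\,a\tau=\tfrac12\beta\tau=\tfrac12\beta_0\tau(1-\varepsilon^2).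
\]
With $p'=k-p$, the symmetrized symbols of the four terms are $T(|p|)T(|p'|)$, $T(|k|)(T(|p|)+T(|p'|))$, $-|p|^2-|p'|^2$ and $-p\cdot p'=-\frac12(|k|^2-|p|^2-|p'|^2)$. Their sum is $\nu$. Formula \eqref{eq:triad} is $3T(k_0)^2-\frac32k_0^2$, and the last claim is Lemma~\ref{lem:critical}.
\end{proof}

\section{Estimates near the critical circle}\label{sec:ring}

\subsection{The peak and its self-convolution}

Let $I=(\frac34k_0,\frac54k_0)$ and $\Omega=\{k:|k|\in I\}$. The width is chosen so that any $r,s,q\in I$ satisfy $r+s-q\ge k_0/4$, and likewise for permutations. Such triples form uniformly nondegenerate triangles, and $\Gamma$ is smooth on the closure of $I^3$. There is $c_1>0$ with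
\begin{equation}\label{eq:lower}
\ell_\varepsilon\ge c_1(1+|k|^2)\ \text{ off }\Omega,\qquad\ell_\varepsilon\ge c_1\big((|k|-k_0)^2+\varepsilon^2\big)\ \text{ on }\Omega .
\end{equation}
Indeed, in \eqref{eq:ell} the factor $1-\beta_0f$ is continuous, positive away from $k_0$, and tends to $1$ at $0$ and $\infty$, so it is bounded below off $I$; the quotient $\ell_0(q)/(q-k_0)^2$ is continuous and positive on the closure of $I$, with value $\alpha^2$ at $k_0$; and $T\ge T(\frac34k_0)>0$ on $I$. Let
\[
P(k)=\frac{\varepsilon^2}{(|k|-k_0)^2+\varepsilon^2}\,\mathbf 1_\Omega(k).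
\]

\begin{lemma}\label{lem:ring}
$\|P\|_1\le C\varepsilon$, $\|P\|_2\le C\varepsilon^{1/2}$ and $\|P*P\|_2\le C\varepsilon^{7/4}$.
\end{lemma}

\begin{proof}
We have $\int_IP\,dr\le\pi\varepsilon$, so $\|P\|_1\le C\varepsilon$; and $P\le1$ gives $\|P\|_2^2\le\|P\|_1$. Hence $\|P*P\|_\infty\le C\varepsilon$. By Lemma~\ref{lem:bipolar}, $P*P(k)=\iint_{I^2}P(r)P(s)\Gamma(r,s,|k|)\,dr\,ds$. Minkowski's inequality (the norm of an integral is at most the integral of the norms) gives $\|P*P\|_{3/2}\le(\pi\varepsilon)^2\sup_{r,s\in I}\|\Gamma(r,s,|\cdot|)\|_{3/2}$. With $t=|k|^2$, $t_1=(r-s)^2$, $t_2=(r+s)^2$ and $t_2-t_1=4rs$,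
\[
\|\Gamma(r,s,|\cdot|)\|_{3/2}^{3/2}=\pi(4rs)^{3/2}\int_{t_1}^{t_2}\frac{dt}{[(t_2-t)(t-t_1)]^{3/4}}=4\pi rs\int_0^1\frac{du}{[u(1-u)]^{3/4}}\le C .
\]
So $\|P*P\|_{3/2}\le C\varepsilon^2$, and $\|P*P\|_2^2\le\|P*P\|_\infty^{1/2}\|P*P\|_{3/2}^{3/2}\le C\varepsilon^{7/2}$.
\end{proof}

The detour through $L^{3/2}$ is needed because $\Gamma(r,s,|\cdot|)$ just fails to be square integrable: the exponent $3/4$ would become $1$.

\subsection{The fixed-point formulation}

Let $\mathcal X_\varepsilon$ be the Banach space of pairs $v=(\gamma,h)$, where $\gamma\in L^\infty(I;\mathbb R)$ and $h\in L^1\cap L^2$ is real and radial on $\mathbb R^2\setminus\Omega$, with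
\[
\|v\|=\|\gamma\|_\infty+\varepsilon^{-13/8}\big(\|h\|_1+\|h\|_2\big).
\]
By Section~\ref{sec:model}, $\|h\|_2$ must be smaller than $\varepsilon^{3/2}$, and it is generated at order $\varepsilon^{7/4}$; the exponent $13/8$ is the midpoint and leaves a margin $\varepsilon^{1/8}$ on both sides. To $v$ we associate, linearly, the profile $\eta=\eta_c+\eta_h$ with
\begin{equation}\label{eq:ansatz}
\hat\eta_c=\frac{\varepsilon^2\gamma(|k|)}{\ell_\varepsilon(|k|)}\,\mathbf 1_\Omega,\qquad\hat\eta_h=e^{-|k|}(1+|k|)^{-1}h\,\mathbf 1_{\mathbb R^2\setminus\Omega}.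
\end{equation}
By \eqref{eq:lower}, $m\le C\|\gamma\|_\infty P+|h|$, so $\eta\in\mathcal M$.

\begin{lemma}\label{lem:mbounds}
For $v_1,v_2,\dots\in\mathcal X_\varepsilon$ of norm at most $1$ and the corresponding $m_i$,
\begin{gather*}
\|m_i\|_1\le C\varepsilon,\qquad\|m_i\|_2\le C\varepsilon^{1/2},\qquad\|m_1*\dots*m_n\|_2\le C^n\varepsilon^{7/4+(n-2)}\quad(n\ge2),\\
\|m_1*\dots*m_n\|_\infty\le C^n\varepsilon^{9/4+(n-3)}\quad(n\ge3).
\end{gather*}
\end{lemma}

\begin{proof}
The first two bounds follow from Lemma~\ref{lem:ring}. For $n=2$ the third is the sum of $\|P*P\|_2\le C\varepsilon^{7/4}$, $\|P*|h_i|\|_2\le\|P\|_1\|h_i\|_2\le C\varepsilon^{1+13/8}$ and $\||h_1|*|h_2|\|_2\le\varepsilon^{13/4}$; each further factor costs $\|m_i\|_1\le C\varepsilon$. The fourth follows from $\|m_1*\dots*m_n\|_\infty\le\|m_1\|_2\|m_2*\dots*m_n\|_2$.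
\end{proof}

In the variables \eqref{eq:ansatz}, equation \eqref{eq:reduced} is the fixed-point problem $v=\mathcal G_\varepsilon(v)$ with
\[
\mathcal G_\varepsilon(v)=\Big(\varepsilon^{-2}\hat N(\eta)\big|_\Omega,\ \ e^{|k|}(1+|k|)\,\ell_\varepsilon^{-1}\hat N(\eta)\big|_{\mathbb R^2\setminus\Omega}\Big).
\]
It is defined when $\|m\|_1\le C\varepsilon\|v\|\le c_0$, and its values are real and radial by Proposition~\ref{prop:reduced}. The objects of the model computation are now
\begin{gather*}
d\varpi_\varepsilon(r)=\frac{\varepsilon\,dr}{\ell_\varepsilon(r)}\ \text{ on }I,\qquad\langle u\rangle=\int_Iu\,d\varpi_\varepsilon,\\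
K(r,s,q)=\tfrac12\beta_0\tau\,\nu(r,s,q)\,\Gamma(r,s,q),\qquad\Lambda_\varepsilon(q)=(1-\varepsilon^2)K(k_0,k_0,q).
\end{gather*}
The kernel $K$ is bounded and Lipschitz on $I^3$. By \eqref{eq:lower},
\begin{equation}\label{eq:moments}
\langle1\rangle\le C,\qquad\langle|r-k_0|\rangle\le\frac\varepsilon{c_1}\log\Big(1+\frac{k_0^2}{16\varepsilon^2}\Big)\le C\varepsilon^{1/8}.
\end{equation}
If $u$ is bounded on $I$ and continuous at $k_0$, substitute $r=k_0+\varepsilon t$. Then $\ell_\varepsilon(r)/\varepsilon^2\to\alpha^2t^2+\beta_0T(k_0)=\alpha^2t^2+1+k_0^2$ and $\ell_\varepsilon(r)/\varepsilon^2\ge c_1(t^2+1)$, so by dominated convergence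
\begin{equation}\label{eq:mass}
\langle u\rangle\to\varpi_0\,u(k_0),\qquad\varpi_0=\int_{\mathbb R}\frac{dt}{\alpha^2t^2+1+k_0^2}=\frac\pi{\alpha\sqrt{1+k_0^2}} .
\end{equation}

\begin{lemma}\label{lem:split}
Write $\mathcal G_\varepsilon(\gamma,h)=(\Lambda_\varepsilon\langle\gamma\rangle^2,0)+\mathcal R_\varepsilon(\gamma,h)$. For each $R>0$ there are $C_R$ and $\varepsilon_1(R)>0$ such that for $\varepsilon<\varepsilon_1(R)$ the map $\mathcal R_\varepsilon$ sends $\{\|v\|\le R\}$ into $\mathcal X_\varepsilon$, is Lipschitz there with constant $C_R\varepsilon^{1/8}$, and $\|\mathcal R_\varepsilon(v)\|\le C_R\varepsilon^{1/8}\|v\|$.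
\end{lemma}

\begin{proof}
Let $\mathcal R_n(v_1,\dots,v_n)$ be the pair obtained from the definition of $\mathcal G_\varepsilon$ with $\hat N_n(\eta_1,\dots,\eta_n)$ in place of $\hat N(\eta)$, and for $n=2$ subtract $(\Lambda_\varepsilon\langle\gamma_1\rangle\langle\gamma_2\rangle,0)$. Then $\mathcal R_\varepsilon(v)=\sum_{n\ge2}\mathcal R_n(v,\dots,v)$. The norm $\|\cdot\|$ makes sense for pairs of functions on $\Omega$ and $\mathbb R^2\setminus\Omega$ that are not real or radial, and we use it in this sense for $\mathcal R_n$. We claim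
\begin{equation}\label{eq:Rn}
\|\mathcal R_n(v_1,\dots,v_n)\|\le C^n\varepsilon^{1/8+\max(n-3,0)}\prod_i\|v_i\| .
\end{equation}
Given this, the telescoping sum $\mathcal R_n(v,\dots,v)-\mathcal R_n(v',\dots,v')=\sum_{i=1}^n\mathcal R_n(v',\dots,v',v-v',v,\dots,v)$, with $v-v'$ in the $i$th place, has norm at most $nC^n\varepsilon^{1/8+\max(n-3,0)}R^{n-1}\|v-v'\|$. For $CR\varepsilon\le\frac12$ the sum over $n$ is at most $C_R\varepsilon^{1/8}\|v-v'\|$, and the last bound follows from $\mathcal R_\varepsilon(0)=0$. To prove \eqref{eq:Rn} let $\|v_i\|\le1$. There are four kinds of terms.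

\emph{Second component, $n\ge2$.} By \eqref{eq:Nn}, \eqref{eq:lower} and $(1+|k|)^2\le2(1+|k|^2)$ it is pointwise at most $C^nm_1*\dots*m_n$; the derivative lost in the curvature and the one built into $m$ are recovered by $\ell_\varepsilon^{-1}$. Its $L^1$ norm is at most $C^n\varepsilon^n$ and its $L^2$ norm at most $C^n\varepsilon^{7/4+n-2}$ by Lemma~\ref{lem:mbounds}. Multiplication by $\varepsilon^{-13/8}$ gives $C^n\varepsilon^{1/8+n-2}$.

\emph{First component, $n\ge3$.} On $\Omega$ the factor $1+|k|$ is bounded, so the term is at most $C^n\varepsilon^{-2}\varepsilon^{9/4+n-3}=C^n\varepsilon^{1/4+n-3}$.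

\emph{First component, $n=2$, at least one argument of type $\eta_h$.} By \eqref{eq:Nn} and the Cauchy--Schwarz bound these three terms are at most $C\varepsilon^{-2}(\varepsilon^{1/2}\varepsilon^{13/8}+\varepsilon^{13/4})\le C\varepsilon^{1/8}$.

\emph{First component, $n=2$, both arguments of type $\eta_c$.} By \eqref{eq:N2}, \eqref{eq:ansatz} and Lemma~\ref{lem:bipolar}, for $q=|k|\in I$,
\[
\varepsilon^{-2}\hat N_2(\eta_{c,1},\eta_{c,2})(k)=(1-\varepsilon^2)\iint_{I^2}K(r,s,q)\,\gamma_1(r)\gamma_2(s)\,d\varpi_\varepsilon(r)\,d\varpi_\varepsilon(s).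
\]
Replacing $K(r,s,q)$ by $K(k_0,k_0,q)$ gives the subtracted term $\Lambda_\varepsilon(q)\langle\gamma_1\rangle\langle\gamma_2\rangle$. The error is at most $C\iint(|r-k_0|+|s-k_0|)\,d\varpi_\varepsilon\,d\varpi_\varepsilon\le C\varepsilon^{1/8}$ by \eqref{eq:moments}.
\end{proof}

\section{Construction of the spot}\label{sec:existence}

\begin{proof}[Proof of Theorem~\ref{thm:main}]
\emph{The truncated equation.} By \eqref{eq:triad} and $\Gamma(k_0,k_0,k_0)=4/\sqrt3$,
\[
\Lambda_0:=K(k_0,k_0,k_0)=2\sqrt3\,\beta_0\tau k_0^2\big(\tanh^2(k_0D)-\tfrac12\big),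
\]
which is nonzero because $D\ne D_*$ and $\tau>0$. By \eqref{eq:mass}, $\langle\Lambda_\varepsilon\rangle\to\varpi_0\Lambda_0\ne0$. The equation $\gamma=\Lambda_\varepsilon\langle\gamma\rangle^2$ implies $t=\langle\Lambda_\varepsilon\rangle t^2$ for $t=\langle\gamma\rangle$, and its nonzero solution is
\[
\gamma^*=\Lambda_\varepsilon/\langle\Lambda_\varepsilon\rangle^2,\qquad\langle\gamma^*\rangle=1/\langle\Lambda_\varepsilon\rangle .
\]
Let $v^*=(\gamma^*,0)$. There is $R_*$ with $\|v^*\|\le R_*$ for all small $\varepsilon$.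

\emph{Perturbation.} The map $\mathcal G_\varepsilon$ is not a contraction near $v^*$, since the derivative of $t\mapsto\langle\Lambda_\varepsilon\rangle t^2$ at its nonzero fixed point is $2$. But the fixed point is nondegenerate, so we move the linear part to the left. With $v=v^*+\xi$ and $\xi=(\xi_\gamma,\xi_h)$, expanding $\Lambda_\varepsilon(\langle\gamma^*\rangle+\langle\xi_\gamma\rangle)^2$ turns $v=\mathcal G_\varepsilon(v)$ into
\[
E\xi=(\Lambda_\varepsilon\langle\xi_\gamma\rangle^2,0)+\mathcal R_\varepsilon(v^*+\xi),\qquad E\xi=(\xi_\gamma-2\Pi\xi_\gamma,\ \xi_h),\qquad\Pi u=\frac{\Lambda_\varepsilon}{\langle\Lambda_\varepsilon\rangle}\langle u\rangle .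
\]
The operator $\Pi$ is bounded uniformly in $\varepsilon$, and $\Pi^2=\Pi$ because $\langle\Lambda_\varepsilon/\langle\Lambda_\varepsilon\rangle\rangle=1$. Hence $E^2$ is the identity, and $E^{-1}=E$ is uniformly bounded. Apply Lemma~\ref{lem:split} with $R=R_*+1$. On $\{\|\xi\|\le\rho_0\}$, $\rho_0\le1$, the map
\[
\xi\mapsto E\big[(\Lambda_\varepsilon\langle\xi_\gamma\rangle^2,0)+\mathcal R_\varepsilon(v^*+\xi)\big]
\]
has Lipschitz constant at most $C(\rho_0+\varepsilon^{1/8})$, since $|\langle\xi_\gamma\rangle^2-\langle\xi_\gamma'\rangle^2|\le C\rho_0\|\xi-\xi'\|$, and its value at $0$ has norm at most $C\varepsilon^{1/8}$. Fix $\rho_0$ with $C\rho_0\le\frac14$, and then $\varepsilon_0$ so small that $C\varepsilon^{1/8}\le\min(\frac14,\frac12\rho_0)$ for $\varepsilon<\varepsilon_0$. The map is a contraction with constant $\frac12$ of the closed ball into itself. By Banach's fixed-point theorem $\mathcal G_\varepsilon$ has exactly one fixed point $v=(\gamma,h)$ with $\|v-v^*\|\le\rho_0$, and $\|v-v^*\|\le C\varepsilon^{1/8}$.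

\emph{The solution.} The profile \eqref{eq:ansatz} has $\hat\eta$ real and radial, $\eta\in\mathcal M$, $\|m\|_1\le C\varepsilon\le c_0$, and it solves \eqref{eq:reduced}. By Propositions~\ref{prop:field} and~\ref{prop:reduced}, $(\eta,\phi^-,\phi^+)$ solves \eqref{eq:laplace}--\eqref{eq:force} and has all properties of Definition~\ref{def:localized} except possibly $\eta\not\equiv0$, which follows from the asymptotic formula.

\emph{The amplitude.} We have $|\eta_h|\le\|h\|_1\le C\varepsilon^{13/8}$ and $\eta_c(x)=2\pi\varepsilon\,\langle\gamma(r)\,rJ_0(r|x|)\rangle$. For $|x|\le X$ and $r\in I$, the bounds on $J_0$ and $J_0'$ give $|rJ_0(r|x|)-k_0J_0(k_0|x|)|\le C(1+X)|r-k_0|$. With \eqref{eq:moments} and $\|\gamma-\gamma^*\|_\infty\le C\varepsilon^{1/8}$,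
\[
\big|\langle\gamma\,rJ_0(r|x|)\rangle-k_0J_0(k_0|x|)\langle\gamma^*\rangle\big|\le C(1+X)\varepsilon^{1/8}.
\]
Since $\langle\gamma^*\rangle\to1/(\varpi_0\Lambda_0)$, we obtain $\eta=\varepsilon[AJ_0(k_0|x|)+o(1)]$ uniformly for $|x|\le X$, with
\[
A=\frac{2\pi k_0}{\varpi_0\Lambda_0}=\frac{\alpha\sqrt{1+k_0^2}}{\sqrt3\,\beta_0\tau k_0\big(\tanh^2(k_0D)-\frac12\big)} .
\]
This is the stated value, because $\beta_0k_0=(1+k_0^2)/\tanh(k_0D)$. In particular $\eta(0)=\varepsilon(A+o(1))\ne0$ after decreasing $\varepsilon_0$.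
\end{proof}

\begin{remark}[Where the hypotheses enter]
The condition $\mu>1$ makes $B_c$ finite and $\tau$ positive. The condition $B<B_c$ gives \eqref{eq:lower}; for $B>B_c$ the symbol $1+q^2-\beta T(q)$ has two zeros, since $f$ takes each value in $(0,f(k_0))$ twice, and one cannot divide by it. The condition $D\ne D_*$ is used only for $\Lambda_0\ne0$: at $D=D_*$ the quadratic coefficient \eqref{eq:triad} of the resonant triad vanishes, $\langle\Lambda_\varepsilon\rangle\to0$, and the truncated equation has no nonzero solution that stays bounded. That the horizontal variable is two-dimensional is used three times: for the existence of resonant triads (on the line, sums of two of the wavenumbers $\pm k_0$ are $0$ and $\pm2k_0$), in Lemma~\ref{lem:ring}, and for the integrability of $1/|k|$ in Proposition~\ref{prop:field}.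
\end{remark}

\section{Local uniqueness}\label{sec:unique}

The scalar equation $t=\langle\Lambda_\varepsilon\rangle t^2$ has only two roots, and the zero root corresponds to the quiescent state. So the spot has no competitor among profiles of the same shape and size in Fourier space. Recall that $\Omega=\{\frac34k_0<|k|<\frac54k_0\}$.

\begin{theorem}\label{thm:unique}
Let $\mu>1$, $D\ne D_*$. For every sufficiently large $R$ there is $\varepsilon_R>0$ such that for $0<\varepsilon<\varepsilon_R$ and $B=B_c(1-\varepsilon^2)$ there is exactly one localized axisymmetric solution whose profile is the inverse Fourier transform of a function $\hat\eta$ with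
\[
\varepsilon^{-2}\operatorname*{ess\,sup}_\Omega\ell_\varepsilon|\hat\eta|+\varepsilon^{-13/8}\big(\|h\|_{L^1}+\|h\|_{L^2}\big)\le R,\qquad h=e^{|k|}(1+|k|)\,\hat\eta\big|_{\mathbb R^2\setminus\Omega},
\]
namely the one constructed in Section~\ref{sec:existence}.
\end{theorem}

\begin{proof}
For $R>R_*+1$ the constructed solution lies in the class. Let $(\eta,\phi^-,\phi^+)$ be any solution in the class. Since $\eta$ is real and radial and $\hat\eta\in L^1$, the function $\hat\eta$ is real and radial, so $\eta$ has the form \eqref{eq:ansatz} with $v=(\gamma,h)\in\mathcal X_\varepsilon$, $\|v\|\le R$, and $\|m\|_1\le CR\varepsilon\le c_0$ for small $\varepsilon$.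

\emph{The potentials are determined by $\eta$.} No Fourier information on $\phi^\pm$ is assumed, so we compare them with the potentials of Proposition~\ref{prop:field} by an energy argument. Let $\chi$ be the difference, a function on the slab $|z|\le D$. It is smooth up to the boundary on each side of the interface, harmonic there, continuous across the interface, and tends to $0$ uniformly in $z$. Let $\sigma=\mu$ below and $\sigma=1$ above the interface. For Lipschitz $\psi$ with bounded support, the divergence theorem on each side gives $\int\sigma\nabla\chi\cdot\nabla\psi=0$: the wall terms vanish by \eqref{eq:walls}, and the interface terms cancel by the flux condition in \eqref{eq:interface}. For $t>0$ the function $\psi=\max(\chi-t,0)$ is Lipschitz with bounded support, and $\nabla\psi=\mathbf 1_{\chi>t}\nabla\chi$ almost everywhere. So $\int\sigma|\nabla\psi|^2=0$, and $\psi$ is constant on the slab, hence zero. Thus $\chi\le0$, and the same argument for $-\chi$ gives $\chi=0$. By Proposition~\ref{prop:reduced}, $v=\mathcal G_\varepsilon(v)$,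 and it remains to show that $v$ is the fixed point found above.

\emph{Fixed points are close to $0$ or to $v^*$.} Let $t=\langle\gamma\rangle$, and let $C_R$ denote constants depending also on $R$. By Lemma~\ref{lem:split}, $\|v-(\Lambda_\varepsilon t^2,0)\|\le C_R\varepsilon^{1/8}$. Applying $\langle\cdot\rangle$ to the first component gives $|t|\,|1-\langle\Lambda_\varepsilon\rangle t|\le C_R\varepsilon^{1/8}$. So either $|t|\le\varepsilon^{1/16}$, and then $\|v\|\le C_R\varepsilon^{1/8}$; or $|1-\langle\Lambda_\varepsilon\rangle t|\le C_R\varepsilon^{1/16}$, and then $|t-1/\langle\Lambda_\varepsilon\rangle|\le C_R\varepsilon^{1/16}$ because $\langle\Lambda_\varepsilon\rangle$ is bounded away from $0$, which gives $\|v-v^*\|\le C_R\varepsilon^{1/16}$.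

\emph{Uniqueness in each neighborhood.} In the second case $\|v-v^*\|\le\rho_0$ for small $\varepsilon$, and the fixed point in this ball is unique. In the first case apply Lemma~\ref{lem:split} with $R=1$: on $\{\|v\|\le\rho\}$, $\rho\le1$, the map $\mathcal G_\varepsilon$ has Lipschitz constant at most $C(\rho+\varepsilon^{1/8})$, which is less than $1$ for small $\rho$ and $\varepsilon$. Since $\mathcal G_\varepsilon(0)=0$, the only fixed point in this ball is $0$, which is excluded by $\eta\not\equiv0$.
\end{proof}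

\begin{thebibliography}{1}

\bibitem{BHL}
Jason J. Bramburger, Dan J. Hill, David J.B. Lloyd, \emph{Localized Patterns}, arXiv:2404.14987 (2024).

\end{thebibliography}
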